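# A Sudoku grid with one classical solution and uncountably many quantum solutions

## The theorem: classical uniqueness does not imply quantum uniqueness

Fix an integer $n\ge 2$ and put $N=n^2$. A classical grid is an ordinary, partly filled $N\times N$ Sudoku. A quantum solution fills its empty cells with rank-one projections on $\mathbb C^N$ instead of symbols, in such a way that every row, column and block sums to the identity. Let $\mathsf{CG}_N$ be the set of classical grids, $\mathsf{CUG}_N$ the set of classical grids with exactly one classical solution, and $\mathsf{QUG}_N$ the set of grids with exactly one quantum solution. Precise definitions are in the next section. The problem comes from Ion Nechita and Jordi Pillet, "SudoQ -- a quantum variant of the popular game", arXiv:2005.10862 (2020): prove or disprove that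
$$\mathsf{CUG}_{n^2}\subseteq \mathsf{QUG}_{n^2}\cap\mathsf{CG}_{n^2}. \tag{1}$$

**Theorem A.** For every $n\ge 19$ there is a classical grid $G\in\mathsf{CG}_{n^2}$, with exactly $50$ empty cells, that has exactly one classical solution but uncountably many quantum solutions. So $G\in\mathsf{CUG}_{n^2}\setminus\mathsf{QUG}_{n^2}$, and (1) fails for every $n\ge19$.

**Theorem B.**

1. For every $n$, a classical grid with a non-classical quantum solution has uncountably many quantum solutions. Hence the reverse inclusion $\mathsf{QUG}_{n^2}\cap\mathsf{CG}_{n^2}\subseteq\mathsf{CUG}_{n^2}$ always holds.
2. For every $n\ge 19$ there is a classical grid that has quantum solutions but no classical solution.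
3. For $n=2$, a classical grid with a non-classical quantum solution has at least two classical solutions. Hence $\mathsf{CUG}_4=\mathsf{QUG}_4\cap\mathsf{CG}_4$.

In words: if a puzzle has a single solution in symbols, a player who may also write superpositions might still have a choice. For $4\times4$ Sudoku this never happens; for $n\ge 19$ it does. The argument in these notes does not decide the range $3\le n\le 18$. A classical solution is also a quantum solution, so the extra solutions in Theorem A contain at least one projection that is not of the form $|k\rangle\langle k|$, and B(1) says that one such solution already brings uncountably many. The whole task in Theorem A is therefore to make a grid with exactly one classical solution and at least one non-classical one.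

## Quantum grids, solutions, and three elementary facts

The rows and columns of an $N\times N$ array are cut into $n$ consecutive groups of $n$; this gives $N$ disjoint $n\times n$ sub-squares, called blocks. The constraints of Sudoku are the $N$ rows, the $N$ columns and the $N$ blocks.

**Definition (grids and squares).** A *quantum grid* is an $N\times N$ array $P=(P_{ij})$ whose entries are either $0$ (an empty cell) or a rank-one orthogonal projection $|x_{ij}\rangle\langle x_{ij}|$ on $\mathbb C^N$, with $x_{ij}$ a unit vector. A *quantum square* (SudoQ square) is a quantum grid without empty cells in which the $N$ projections of each row, of each column and of each block sum to the identity $I$; that is, the corresponding vectors form an orthonormal basis. Write $\mathsf{QG}_N$ and $\mathsf{QS}_N$ for the two sets.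

**Definition (solutions).** For $A,B\in\mathsf{QG}_N$ write $A\preceq B$ if $B_{ij}=A_{ij}$ whenever $A_{ij}\ne0$. A *quantum solution* of $A$ is a $B\in\mathsf{QS}_N$ with $A\preceq B$. Two solutions are the same if their projections agree in every cell; phases of vectors do not matter. $\mathsf{QUG}_N$ is the set of grids with exactly one quantum solution.

**Definition (classical objects).** Fix the computational basis $|1\rangle,\dots,|N\rangle$. A grid is *classical* if every entry is $0$ or some $|k\rangle\langle k|$; these form $\mathsf{CG}_N$. Put $\mathsf{CS}_N=\mathsf{QS}_N\cap\mathsf{CG}_N$. Under $k\mapsto|k\rangle\langle k|$ these are exactly the ordinary solved Sudoku squares. A *classical solution* of $A$ is a $B\in\mathsf{CS}_N$ with $A\preceq B$, and $\mathsf{CUG}_N$ is the set of classical grids with exactly one classical solution.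

Here is a small example. Let $n=2$ and $u_\pm=(|1\rangle\pm|2\rangle)/\sqrt2$. Writing vectors instead of projections, consider
$$
\begin{array}{cc|cc}
u_+&u_-&3&4\\
3&4&u_+&u_-\\ \hline
u_-&u_+&4&3\\
4&3&u_-&u_+
\end{array}
\tag{2}
$$
Every row, column and block contains $u_+,u_-,|3\rangle,|4\rangle$ once each, so this is a non-classical quantum square. Delete the $u$'s. The remaining classical grid has eight empty cells. They form two separate cycles: cells $(1,1),(1,2),(3,2),(3,1)$, and cells $(2,3),(2,4),(4,4),(4,3)$. The block conditions repeat the row conditions. Each cycle can be filled alternately by $1,2$ or by $2,1$, so there are $4$ classical solutions. In this example extra quantum solutions and extra classical solutions occur together, as (1) would have it.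

We shall use the following facts.

**Fact 1.** If rank-one projections $p_1,\dots,p_m$ sum to a projection $\Pi$, they are mutually orthogonal and their ranges lie in the range of $\Pi$.

Proof. Since $0\le p_i\le\Pi$, any vector killed by $\Pi$ is killed by $p_i$, so the range of $p_i$ lies in that of $\Pi$ and $p_i\Pi p_i=p_i$. Expanding $\Pi$ gives $\sum_{j\ne i}p_ip_jp_i=0$. Each summand is positive, so each vanishes, and $p_ip_jp_i=(p_jp_i)^*(p_jp_i)=0$ gives $p_jp_i=0$.

**Fact 2.** A rank-one projection $p$ with $\langle k|p|k\rangle=1$ equals $|k\rangle\langle k|$. A rank-one projection that is diagonal equals some $|k\rangle\langle k|$.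

Proof. $\langle k|p|k\rangle=\|p|k\rangle\|^2=1$ forces $p|k\rangle=|k\rangle$, and $p$ has rank one. For the second claim, the diagonal entries are eigenvalues, hence $0$ or $1$, and their sum is the rank.

**Fact 3 (König's theorem).** A $d$-regular bipartite graph decomposes into $d$ perfect matchings.

## Diagonal conjugation and the proof of Theorem B(1)

Let $A\in\mathsf{CG}_N$ have a solution $Q$ with some entry $Q_{ij}$ not of the form $|k\rangle\langle k|$. By Fact 2, $Q_{ij}$ is not diagonal, so some entry $(Q_{ij})_{kl}$ with $k\neq l$ is nonzero. For a diagonal unitary $D=\operatorname{diag}(e^{i\theta_1},\dots,e^{i\theta_N})$, replace every entry $Q_{i'j'}$ by $DQ_{i'j'}D^*$. The new entries are rank-one projections, the sums over rows, columns and blocks are $DID^*=I$, and a clue $|m\rangle\langle m|$ is unchanged because $D|m\rangle$ is a phase times $|m\rangle$. So we have again a solution of $A$. The $(k,l)$ entry of its $(i,j)$ projection is $e^{i(\theta_k-\theta_l)}(Q_{ij})_{kl}$, which takes uncountably many values as $\theta_k$ runs through $[0,2\pi)$. Hence $A$ has uncountably many quantum solutions.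

If now $A\in\mathsf{QUG}_N\cap\mathsf{CG}_N$, its unique quantum solution must be classical. Every classical solution is a quantum solution, so there is only this one, and $A\in\mathsf{CUG}_N$. This proves B(1). $\blacksquare$

## Which Sudoku deductions survive quantization

A sensible way to try to prove (1) is to take the chain of deductions that shows classical uniqueness and repeat it for projections. Two familiar deductions survive.

*Naked single.* If a cell shares constraints with clues for all symbols except $k$, the range of its projection is orthogonal to all $|l\rangle$ with $l\ne k$ (Fact 1), so the projection is $|k\rangle\langle k|$.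

*Hidden single.* Suppose that in some constraint every cell but one has range orthogonal to $|k\rangle$. Taking $\langle k|\cdot|k\rangle$ of $\sum p=I$, the remaining cell satisfies $\langle k|p|k\rangle=1$, so it is $|k\rangle\langle k|$ by Fact 2.

So a puzzle that can be solved by singles alone has only one quantum solution. What does not survive is case analysis: "this cell contains $1$ or $2$; in the first case ..., in the second case ...". In (2) the cell $(1,1)$ has range in $\operatorname{span}(|1\rangle,|2\rangle)$ and is neither $|1\rangle\langle1|$ nor $|2\rangle\langle2|$. If the only proof of classical uniqueness goes through cases, replaying it proves nothing about projections. This is where the direct approach to (1) stops. For $n=2$ another route works; for large $n$ we will build a grid whose uniqueness truly rests on cases.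

## The case $n=2$: four projections on a 4-cycle

This section proves B(3). The plan is to encode a quantum square by four rank-2 projections, and then to round non-diagonal ones to diagonal ones in two different ways.

**Step 1. Encode squares by quadruples.** The aim is to replace $16$ cells by $4$ unknowns. Let $Q\in\mathsf{QS}_4$ and write $P^\perp=I-P$. Put
$$P_\alpha=Q_{11}+Q_{12},\quad P_\beta=Q_{11}+Q_{21},\quad P_\gamma=Q_{31}+Q_{32},\quad P_\delta=Q_{13}+Q_{23}.$$
Each is a sum of two orthogonal rank-one projections, hence a rank-2 projection. From the constraints:

- block 1 gives $Q_{21}+Q_{22}=P_\alpha^\perp$, row 1 gives $Q_{13}+Q_{14}=P_\alpha^\perp$, then row 2 gives $Q_{23}+Q_{24}=P_\alpha$;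
- block 1 gives $Q_{12}+Q_{22}=P_\beta^\perp$, column 1 gives $Q_{31}+Q_{41}=P_\beta^\perp$, then column 2 gives $Q_{32}+Q_{42}=P_\beta$;
- the lower left block gives $Q_{41}+Q_{42}=P_\gamma^\perp$, row 3 gives $Q_{33}+Q_{34}=P_\gamma^\perp$, then row 4 gives $Q_{43}+Q_{44}=P_\gamma$;
- the upper right block gives $Q_{14}+Q_{24}=P_\delta^\perp$, column 3 gives $Q_{33}+Q_{43}=P_\delta^\perp$, then column 4 gives $Q_{34}+Q_{44}=P_\delta$.

The four projections of a block are mutually orthogonal, so for instance $P_\alpha P_\beta=(Q_{11}+Q_{12})(Q_{11}+Q_{21})=Q_{11}$. Doing this in every block gives
$$
Q=\begin{array}{cc|cc}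
P_\alpha P_\beta&P_\alpha P_\beta^\perp&P_\alpha^\perp P_\delta&P_\alpha^\perp P_\delta^\perp\\
P_\alpha^\perp P_\beta&P_\alpha^\perp P_\beta^\perp&P_\alpha P_\delta&P_\alpha P_\delta^\perp\\ \hline
P_\gamma P_\beta^\perp&P_\gamma P_\beta&P_\gamma^\perp P_\delta^\perp&P_\gamma^\perp P_\delta\\
P_\gamma^\perp P_\beta^\perp&P_\gamma^\perp P_\beta&P_\gamma P_\delta^\perp&P_\gamma P_\delta
\end{array}
\tag{3}
$$
Place $\alpha,\beta,\gamma,\delta$ in this order on a 4-cycle $C_4$. The pairs that occur in blocks are $\alpha\beta$, $\alpha\delta$, $\gamma\beta$, $\gamma\delta$, which are its edges. So adjacent projections commute and their product has rank one.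

Conversely, take any four rank-2 projections on $\mathbb C^4$ such that adjacent ones commute with product of rank one. For adjacent $P,P'$ the products $PP'$, $PP'^\perp=P-PP'$, $P^\perp P'=P'-PP'$ and $P^\perp P'^\perp$ are projections with sum $I$, of ranks $1$, $2-1$, $2-1$ and $4-3$. So all cells of (3) have rank one and every block sums to $I$. Rows 1 and 2 sum to $P_\alpha+P_\alpha^\perp$, rows 3 and 4 to $P_\gamma+P_\gamma^\perp$, columns 1 and 2 to $P_\beta+P_\beta^\perp$, columns 3 and 4 to $P_\delta+P_\delta^\perp$. Hence (3) is a quantum square. The square and the quadruple determine each other, and by Fact 2 the square is classical iff all four projections are diagonal.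

**Step 2. Describe the classical quadruples.** The aim is to turn classical squares into colorings. Diagonal rank-2 projections correspond to 2-subsets $s\subset[4]$, and the product for $s,t$ has rank $|s\cap t|$. This is $1$ iff $t$ is neither $s$ nor its complement. Call the pair $\{s,[4]\setminus s\}$ a *class*; there are three: $12|34$, $13|24$, $14|23$. So a classical square is a choice of 2-subsets $s_\alpha,s_\beta,s_\gamma,s_\delta$ with adjacent ones in different classes. The classes then form a proper coloring of $C_4$ with three colors.

Example: square (2) has $P_\alpha=P_\gamma$ the projection for $\{1,2\}$, and $P_\beta=P_\delta=|u_+\rangle\langle u_+|+|3\rangle\langle3|$.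

**Step 3. Reduce the theorem to list coloring.** Let $A\in\mathsf{CG}_4$ have a non-classical solution $Q=(P_X)_{X\in\{\alpha,\beta,\gamma,\delta\}}$. Put
$$K_X=\{k:\ |k\rangle\text{ is an eigenvector of }P_X\},$$
with sign $+$ for eigenvalue $1$ and $-$ for eigenvalue $0$. Call $X$ *diagonal* if $K_X=[4]$. A clue $|k\rangle\langle k|$ in a cell $P_X^\pm P_Y^\pm$ (where $P^+=P$, $P^-=P^\perp$) says that $|k\rangle$ lies in the ranges of $P_X^{\pm}$ and $P_Y^\pm$. So $k\in K_X\cap K_Y$, with these signs. Say that a 2-subset $s$ *agrees* with $K_X$ if $k\in s$ for all $k\in K_X$ of sign $+$ and $k\notin s$ for all $k\in K_X$ of sign $-$. Suppose $(s_X)$ is a quadruple of agreeing 2-subsets, adjacent ones in different classes. The classical square that it defines has in the clue's cell a rank-one projection whose range contains $|k\rangle$, that is, the clue. So it is a classical solution of $A$, and different quadruples give different solutions.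

Let $L_X$ be the set of classes that contain a 2-subset agreeing with $K_X$. Every proper coloring of $C_4$ by classes $\ell_X\in L_X$ yields a classical solution, and distinct colorings yield distinct solutions. It suffices to find two such colorings.

**Step 4. Bound the lists.** We show $|L_X|\ge2$ for non-diagonal $X$. The space spanned by the $|l\rangle$ with $l\notin K_X$ is invariant under $P_X$, and no such $|l\rangle$ is an eigenvector.

- $|K_X|=3$ is impossible: the remaining line would be invariant, so its basis vector would be an eigenvector.
- If $|K_X|=2$, the restriction of $P_X$ to the remaining plane has rank one, for otherwise it would be $0$ or the identity there. As $P_X$ has rank 2, the two elements of $K_X$ have opposite signs: $K_X=\{i:+,\ j:-\}$. With $\{k,l\}$ the other two symbols, the agreeing sets are $\{i,k\}$ and $\{i,l\}$, so $L_X$ consists of the two classes other than $ij|kl$.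
- If $|K_X|=1$, say $K_X=\{i\}$, the agreeing sets are the three 2-subsets containing $i$ (sign $+$), or the three avoiding $i$ (sign $-$). In both cases all three classes occur. If $K_X=\emptyset$, all classes occur as well.

**Step 5. Take the diagonal neighbors into account.** If $X$ is diagonal, its class is forced; we must see that this leaves its neighbors enough freedom. Let $Y$ be non-diagonal with a diagonal neighbor of class $c=ij|kl$. Since $P_Y$ commutes with that coordinate projection and the product has rank one, $P_Y=R\oplus R'$ with $R$ of rank one on $\operatorname{span}(|i\rangle,|j\rangle)$ and $R'$ of rank one on $\operatorname{span}(|k\rangle,|l\rangle)$. If $R$ is diagonal, then $i,j\in K_Y$ with opposite signs. If not, neither is in $K_Y$: on a plane, a projection having one basis vector as eigenvector is diagonal. The same holds for $R'$. As $Y$ is non-diagonal, $K_Y$ is $\emptyset$, or $\{i,j\}$ with opposite signs, or $\{k,l\}$ with opposite signs. By Step 4, $L_Y$ contains both classes different from $c$.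

If $Y$ had two diagonal neighbors of different classes, $P_Y$ would commute with two coordinate projections whose joint eigenspaces are the four coordinate lines, so $P_Y$ would be diagonal, a contradiction. Hence all diagonal neighbors of $Y$ have one class. Let $L'_Y$ be $L_Y$ minus the classes of diagonal neighbors of $Y$. Then $|L'_Y|\ge2$ for each non-diagonal $Y$.

**Step 6. Find two colorings when some node is diagonal.** Give each diagonal node its own class; adjacent diagonal nodes have different classes because their product has rank one. The non-diagonal nodes exist, since $Q$ is non-classical, and they are not all of $C_4$, so they induce a nonempty disjoint union of paths. Color each path from one end, using the lists $L'_Y$. The first node has at least two choices, and each later one at least one. This gives at least two colorings.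

**Step 7. Find two colorings when no node is diagonal.** Shrink all lists to size exactly $2$. If all lists equal $\{p,q\}$, the two alternating colorings do it. Otherwise there are adjacent $u,v$ with $L_u\ne L_v$; pick $x\in L_u\setminus L_v$ and name the cycle $u,w,z,v$. Color $u$ by $x$, then $w$, $z$, $v$ in this order. Each has at least one available color; for $v$ this holds because $x\notin L_v$, so only the color of $z$ has to be avoided. If at some step there are two choices, each can be continued, and we have two colorings.

Suppose every step had exactly one choice. Then $x\in L_w$, say $L_w=\{x,y\}$, and $w$ gets $y$. Next $y\in L_z$, say $L_z=\{y,y'\}$, and $z$ gets $y'$. Finally $y'\in L_v$. Call the three classes $x,p,q$ with $y=p$. Since $x\notin L_v$, we have $L_v=\{p,q\}$, so $y'=q$ and $L_z=\{p,q\}$. Let $L_u=\{x,x'\}$ with $x'\in\{p,q\}$, and let $x''$ be the other element of $\{p,q\}$. Then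
$$u=x',\quad w=x,\quad z=x',\quad v=x''$$
uses colors from the lists, is proper, and differs from the first coloring at $u$.

So $A$ has at least two classical solutions. Therefore, if $A\in\mathsf{CUG}_4$, every quantum solution of $A$ is classical and equals the unique classical one. This gives $\mathsf{CUG}_4\subseteq\mathsf{QUG}_4\cap\mathsf{CG}_4$, and B(1) gives the other inclusion. $\blacksquare$

## Frames, and how to place them inside a Sudoku

For large $n$ we want to design a small system of constraints freely, without thinking about blocks. The following notion does this.

**Definition (frame).** A *frame* is a finite simple bipartite graph with *row-nodes* and *column-nodes* and edge set $E$, whose edges are called *cells*, together with a set $S_v\subseteq\{1,2,3\}$ for each node $v$ with $|S_v|=\deg v$. A *classical filling* colors the cells with $1,2,3$ so that the cells at each node $v$ carry exactly the elements of $S_v$, each once. A *quantum filling* assigns to each cell a rank-one projection so that at each $v$ the incident projections sum to $\Pi_{S_v}=\sum_{j\in S_v}|j\rangle\langle j|$.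

By Fact 1 all ranges lie in $\operatorname{span}(|1\rangle,|2\rangle,|3\rangle)$, so the dimension of the ambient space plays no role. Example: the 4-cycle $r_1c_1r_2c_2$ with all $S_v=\{1,2\}$ has two classical fillings. Its quantum fillings are obtained by choosing a rank-one projection $p$ on $\operatorname{span}(|1\rangle,|2\rangle)$ and putting $p$ and $\Pi_{\{1,2\}}-p$ alternately around the cycle.

**Lemma 1.** Suppose the row-nodes (column-nodes) of a frame are identified with distinct rows (columns) of an $n\times n$ array; unused rows and columns get $S=\emptyset$. Suppose that for $j=1,2,3$ there is a set $M_j$ of cells outside $E$, with $M_1,M_2,M_3$ pairwise disjoint, such that $M_j$ has exactly one cell in each row and column $v$ with $j\notin S_v$ and no cell in the others. Then there is $G\in\mathsf{CG}_{n^2}$ with exactly $|E|$ empty cells whose classical (quantum) solutions correspond bijectively to the classical (quantum) fillings of the frame. A quantum solution is classical iff its filling consists of projections $|j\rangle\langle j|$ only.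

*Proof.* **Step 1. Complete the array outside $E$.** We want an $n\times n$ array with symbols $1,\dots,n$ whose empty cells are $E$ and in which the symbols missing from each line $v$ (row or column) are exactly $S_v$. Put symbol $j$ in the cells of $M_j$. Each line $v$ contains $|S_v|$ cells of $E$ and one cell of $M_j$ for each of the $3-|S_v|$ symbols $j\in\{1,2,3\}\setminus S_v$, so exactly three cells of $E\cup M_1\cup M_2\cup M_3$. The remaining cells form an $(n-3)$-regular bipartite graph between rows and columns. By König's theorem it splits into $n-3$ perfect matchings; give them the symbols $4,\dots,n$. Call the resulting array $A$.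

**Step 2. Find an $n\times n$ Latin part inside a solved Sudoku that meets the constraints in lines only.** Index Sudoku rows by $(a,b)$ (band $a$, position $b$), columns by $(d,e)$ (stack $d$, position $e$) and symbols by pairs, all indices in $\mathbb Z_n$. Blocks are indexed by $(a,d)$. Let
$$K\big((a,b),(d,e)\big)=(b+d,\ a+e). \tag{4}$$
With $(a,b)$ fixed, $(d,e)\mapsto(b+d,a+e)$ is a bijection; likewise with $(d,e)$ fixed in the variables $(a,b)$, and with $(a,d)$ fixed in the variables $(b,e)$. So $K$ is a solved Sudoku. Let $X$ be the set of cells with $a=0$ and $e=0$, an $n\times n$ array with rows $b$ and columns $d$. In $X$ the entries are $(b+d,0)$. In row $(0,b)$ the second coordinate of the symbol is $e$, so the symbols $(\cdot,0)$ occur exactly in the cells of $X$. In column $(d,0)$ the second coordinate is $a$, with the same conclusion. In block $(0,d)$ it is $e$, again with the same conclusion. Moreover $X$ meets block $(0,d)$ in the cells with $a=e=0$ and stack $d$, which is also its intersection with column $(d,0)$. No row with $a\ne0$, no column with $e\neq0$ and no block with $a\ne0$ meets $X$.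

**Step 3. Insert $A$ and read off the constraints.** Identify the symbols $(\cdot,0)$ with $1,\dots,n$ and replace the contents of $X$ by $A$. This is $G$, with $|E|$ empty cells. Constraints that do not meet $X$ consist of clues and hold. In row $(0,b)$, the clues outside $X$ are all symbols not of the form $(\cdot,0)$, and those inside $X$ are the symbols of row $b$ of $A$. So the constraint says that the projections in the empty cells of this row sum to $\Pi_S$, where $S$ is the missing set of row $b$ of $A$. In the same way the constraints of column $(d,0)$ and of block $(0,d)$ both say that the projections in the empty cells of column $d$ of $X$ sum to $\Pi_{S}$ with $S$ the missing set of that column. These are exactly the conditions of a filling of the frame. $\square$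

Two small pictures. For $n=2$, writing $(i,j)$ as $ij$, the array (4) is
$$\begin{array}{cc|cc}\mathbf{00}&01&\mathbf{10}&11\\ \mathbf{10}&11&\mathbf{00}&01\\ \hline 01&00&11&10\\ 11&10&01&00\end{array}$$
with the cells of $X$ in heavy type. For $n=4$, the 4-cycle with $S_v=\{1,2\}$ on the first two rows and columns can be completed as
$$\begin{array}{cccc}\cdot&\cdot&3&4\\ \cdot&\cdot&4&3\\ 3&4&1&2\\ 4&3&2&1\end{array}$$
so Lemma 1 yields a $16\times16$ classical grid with four empty cells and two classical solutions.

## Frames of degree at most two give no counterexample

The simplest frames have all degrees at most $2$. They behave as (1) demands: if such a frame has a non-classical filling, it has at least two classical ones.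

To see this, take a non-classical filling. The components with cells are paths and cycles. On a path, an end node has $S=\{j\}$, so its cell is $|j\rangle\langle j|$. At the next node, if it has a second cell, that cell is $\Pi_S-|j\rangle\langle j|$, which has rank one with $j\in S$, so it is a basis projection too; and so on. So the filling is classical on paths. On a cycle with non-constant $S$, two adjacent nodes $v,w$ have $|S_v\cap S_w|\le1$. Their common cell has range in $\operatorname{span}(|j\rangle:j\in S_v\cap S_w)$, so it is a basis projection, and this propagates around the cycle. Hence some cycle has constant $S=\{i,j\}$. It has even length, and it can be filled by $i,j$ alternately in two ways. Fill all constant cycles in this manner and keep the rest: at least two classical fillings.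

The obstruction is that at a node of degree two one cell determines the other, so freedom is all or nothing. We need nodes with three cells.

## The hexagon gadget: pass and flip

Indices $k$ are taken mod $3$ with representatives $1,2,3$. Put $T_k=\{1,2,3\}\setminus\{k\}$, and encode the two colors of $T_k$ by a *bit*:
$$\text{color }k+1\leftrightarrow 0,\qquad \text{color }k-1\leftrightarrow1. \tag{5}$$
So for $k=1$ the colors $2,3$ have bits $0,1$; for $k=2$ the colors $3,1$ have bits $0,1$; for $k=3$ the colors $1,2$ have bits $0,1$.

**Definition (hexagon).** A *normal hexagon* has row-nodes $r_1,r_2,r_3$ and column-nodes $c_1,c_2,c_3$, all with $S=\{1,2,3\}$, and six cells $a_k=r_kc_k$, $b_k=c_kr_{k+1}$. Each of the six nodes has one further cell, its *pendant*. The pendants at $r_k$ and $c_k$ are of *type $k$*; we consider only fillings in which their colors lie in $T_k$. A *transposed hexagon* is the same with rows and columns exchanged: $a_k=r_kc_k$, $b_k=r_kc_{k+1}$.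

So in a normal hexagon $r_k$ sees its pendant, $a_k$ and $b_{k-1}$, while $c_k$ sees its pendant, $a_k$ and $b_k$. The next lemma says which pendants can occur classically.

**Lemma 2.** Let the pendants at $r_k,c_k$ of a normal hexagon have bits $x_k,y_k$. They extend to the hexagon cells, each node seeing all three colors, iff one of the following holds:

- ("pass") $x=y\notin\{000,111\}$;
- ("flip") $x=111$ and $y=000$.

The extension is then unique. For a transposed hexagon the same holds with "flip" meaning $x=000$, $y=111$.

*Proof.* Exchanging rows and columns reduces the transposed case to the normal one. Let the hexagon be normal.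

**Step 1. Count colors to relate $x$ and $y$.** If an extension exists, each color occurs three times at row-nodes and three times at column-nodes, and each hexagon cell is counted once on either side. So color $k$ occurs equally often on row pendants and on column pendants. By (5), color $k$ occurs as bit $0$ in type $k-1$ and as bit $1$ in type $k+1$. Hence
$$(1-x_{k-1})+x_{k+1}=(1-y_{k-1})+y_{k+1},$$
that is, $x_{k+1}-y_{k+1}=x_{k-1}-y_{k-1}$ for all $k$. So $\delta=x_k-y_k$ does not depend on $k$. If $\delta=0$ then $x=y$; if $\delta=1$ then $x=111,\ y=000$; if $\delta=-1$ then $x=000,\ y=111$.

**Step 2. The case $\delta=0$.** Now $r_k$ and $c_k$ have pendants of the same color $p_k$, and they share $a_k$. So $b_{k-1}$ and $b_k$ have the same color. Thus $b_1=b_2=b_3=h$ with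
$$h\notin\{p_1,p_2,p_3\}, \tag{6}$$
and $a_k$ is the third color. Conversely every $h$ with (6) gives an extension. If $x=000$ then $p=(2,3,1)$, and if $x=111$ then $p=(3,1,2)$: no $h$ exists. If $x$ is not constant, then going around cyclically there is a $k$ with $x_{k+1}=1$, $x_{k+2}=0$. The color of type $k+1$ with bit $1$ is $k$; the color of type $k+2=k-1$ with bit $0$ is also $k$. So $p$ takes at most two values, and not just one, because $T_1\cap T_2\cap T_3=\emptyset$. Hence $h$ exists and is unique.

**Step 3. The case $\delta=1$.** Here $r_k$ has pendant $k-1$ and $c_k$ has pendant $k+1$, so $a_k=k$. At $c_k$ this forces $b_k=k-1$. At $r_{k+1}$, with pendant $k$ and $a_{k+1}=k+1$, it forces $b_k=k+2=k-1$ as well. So there is exactly one extension.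

**Step 4. The case $\delta=-1$.** Here $r_k$ has pendant $k+1$ and $c_k$ has pendant $k-1$, so again $a_k=k$. At $c_k$ this forces $b_k=k+1$. But at $r_{k+1}$, with pendant $k+2$ and $a_{k+1}=k+1$, it forces $b_k=k$. This is a contradiction. $\square$

The asymmetry between flips in one direction and in the other comes from the orientation of the hexagon, and it will be used twice.

## Quantum pass: three pendants in a plane

Look at (6) again. Classically, $h$ is a basis vector orthogonal to the three pendants. For $x=000$ the pendants $|2\rangle,|3\rangle,|1\rangle$ span the whole space, so no such $h$ exists. For projections the requirement is weaker: the three pendants need only lie in a common plane.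

**Lemma 3.** Let $h,u_1,u_2,u_3$ be unit vectors in $\operatorname{span}(|1\rangle,|2\rangle,|3\rangle)$ with $u_k\perp h$ for all $k$. In a hexagon, normal or transposed, put the projection on $u_k$ in both pendants of type $k$, the projection on $h$ in $b_1,b_2,b_3$, and in $a_k$ the projection on the line of this space orthogonal to $h$ and $u_k$. Then at each of the six nodes the three projections sum to $\Pi_{\{1,2,3\}}$.

*Proof.* At $r_k$ and at $c_k$ one sees the pendant $u_k$, the cell $a_k$, and one of the $b$'s. These are three mutually orthogonal lines in a three-dimensional space. $\square$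

Now replace the computational basis of $\operatorname{span}(|j\rangle:j\in T_k)$ by a rotated one. Up to normalization, which we suppress, let
$$\begin{aligned}
q_1^0&=(0,1,-1),& q_2^0&=(1,0,-1),& q_3^0&=(1,-1,0),\\
q_1^1&=(0,1,1),& q_2^1&=(1,0,1),& q_3^1&=(1,1,0).
\end{aligned}\tag{7}$$
For each $k$ the vectors $q_k^0,q_k^1$ form an orthonormal basis of $\operatorname{span}(|j\rangle:j\in T_k)$, so they can serve as a new pair of bit values. Which triples $q_1^{t_1},q_2^{t_2},q_3^{t_3}$ are coplanar? With $\varepsilon_k=-1$ for $t_k=0$ and $\varepsilon_k=1$ for $t_k=1$,
$$\det\begin{pmatrix}0&1&\varepsilon_1\\1&0&\varepsilon_2\\1&\varepsilon_3&0\end{pmatrix}=\varepsilon_2+\varepsilon_1\varepsilon_3,$$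
which vanishes iff $\varepsilon_1\varepsilon_2\varepsilon_3=-1$, that is, iff $t$ has an even number of ones. These are the four vectors
$$s_0=(0,0,0),\quad s_1=(0,1,1),\quad s_2=(1,0,1),\quad s_3=(1,1,0). \tag{8}$$
The corresponding normals are
$$h_0=(1,1,1),\quad h_1=(-1,1,1),\quad h_2=(1,-1,1),\quad h_3=(1,1,-1), \tag{9}$$
and indeed $h_g\perp q_k^{s_{g,k}}$ for all $g,k$:

- $h_0\perp(0,1,-1),\,(1,0,-1),\,(1,-1,0)$;
- $h_1\perp(0,1,-1),\,(1,0,1),\,(1,1,0)$;
- $h_2\perp(0,1,1),\,(1,0,-1),\,(1,1,0)$;
- $h_3\perp(0,1,1),\,(1,0,1),\,(1,-1,0)$.

Compare this with Lemma 2. Write $\neg$ for complement. The four vectors (8) together with their complements are all eight vectors in $\{0,1\}^3$. So if we take four hexagons, and arrange that a common vector $v$ arrives at hexagon $g$ as $v\oplus s_g$, then a classical pass at $g$ excludes $v\in\{s_g,\neg s_g\}$, and passing at all four excludes everything. Quantum mechanically, $v=000$ read in the rotated bits (7) passes everywhere, by Lemma 3. This is the idea of the construction. It remains to build the wiring and to deal with flips.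

## Wiring four hexagons into a frame with 50 cells

Take four hexagons $H_0,H_1,H_2,H_3$ with nodes $r_k^g,c_k^g$. We define two frames with the same wiring: in $F'$ all four hexagons are normal; in $F$ the hexagon $H_0$ is transposed and $H_1,H_2,H_3$ are normal.

For hexagon $g$ and type $k$: if $s_{g,k}=0$, the *input* is $r_k^g$ and the *output* is $c_k^g$; if $s_{g,k}=1$, the input is $c_k^g$ and the output is $r_k^g$. For each type the hexagons are joined in a loop, with the orders
$$\text{type 1: }0\to2\to3\to1\to0;\qquad \text{type 2: }0\to1\to2\to3\to0;\qquad\text{type 3: }0\to1\to3\to2\to0. \tag{10}$$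
The output of each hexagon is joined to the input of its successor by a *wire* made of extra nodes with $S=T_k$. If $s_{g,k}\ne s_{g',k}$ for consecutive $g,g'$, the two ends are both rows or both columns, and one extra node suffices: the wire has two cells. If $s_{g,k}=s_{g',k}$, one end is a row and the other a column, and we use two extra nodes: three cells. In full:

| type | wire | extra nodes | cells |
|---|---|---|---|
| 1 | $0\to2$ | row $\rho_1$ | $(\rho_1,c^0_1),\ (\rho_1,c^2_1)$ |
| 1 | $2\to3$ | row $\rho_2$, column $\kappa_2$ | $(r^2_1,\kappa_2),\ (\rho_2,\kappa_2),\ (\rho_2,c^3_1)$ |
| 1 | $3\to1$ | column $\kappa_1$ | $(r^3_1,\kappa_1),\ (r^1_1,\kappa_1)$ |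
| 1 | $1\to0$ | row $\rho_3$, column $\kappa_3$ | $(r^0_1,\kappa_3),\ (\rho_3,\kappa_3),\ (\rho_3,c^1_1)$ |
| 2 | $0\to1$ | row $\sigma_1$ | $(\sigma_1,c^0_2),\ (\sigma_1,c^1_2)$ |
| 2 | $1\to2$ | column $\tau_1$ | $(r^1_2,\tau_1),\ (r^2_2,\tau_1)$ |
| 2 | $2\to3$ | row $\sigma_2$ | $(\sigma_2,c^2_2),\ (\sigma_2,c^3_2)$ |
| 2 | $3\to0$ | column $\tau_2$ | $(r^3_2,\tau_2),\ (r^0_2,\tau_2)$ |
| 3 | $0\to1$ | row $\sigma'_1$ | $(\sigma'_1,c^0_3),\ (\sigma'_1,c^1_3)$ |
| 3 | $1\to3$ | column $\tau'_1$ | $(r^1_3,\tau'_1),\ (r^3_3,\tau'_1)$ |
| 3 | $3\to2$ | row $\sigma'_2$ | $(\sigma'_2,c^3_3),\ (\sigma'_2,c^2_3)$ |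
| 3 | $2\to0$ | column $\tau'_2$ | $(r^2_3,\tau'_2),\ (r^0_3,\tau'_2)$ |

Every hexagon node is the input or the output of exactly one loop at its hexagon, so it gets exactly one pendant: the end cell of a wire. The graph is simple and bipartite, with $12+7=19$ row-nodes and $12+7=19$ column-nodes. There are $24$ hexagon cells, $20$ cells in the ten two-cell wires and $6$ in the two three-cell wires, in total $50$. Hexagon nodes have degree $3=|\{1,2,3\}|$ and wire nodes degree $2=|T_k|$, so both $F$ and $F'$ are frames. Every pendant of type $k$ is incident to a wire node with $S=T_k$, so in a classical filling its color lies in $T_k$, and Lemma 2 applies.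

**Lemma 4.** For every $n\ge19$, both $F$ and $F'$ satisfy the hypothesis of Lemma 1.

*Proof.* Put $m=n-19$. Identify the nodes with $19$ rows and $19$ columns, and call the unused rows $\nu_1,\dots,\nu_m$ and the unused columns $\nu'_1,\dots,\nu'_m$. Hexagon nodes lack no symbol. The rows lacking $1$ are $\rho_1,\rho_2,\rho_3$ and the $\nu_i$; those lacking $2$ are $\sigma_1,\sigma_2$ and the $\nu_i$; those lacking $3$ are $\sigma'_1,\sigma'_2$ and the $\nu_i$. For columns the same holds with $\kappa$, $\tau$, $\tau'$ and $\nu'$. Among cells that join an extra or unused row to an extra or unused column, only $(\rho_2,\kappa_2)$ and $(\rho_3,\kappa_3)$ lie in $E$. In all cases put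
$$(\rho_1,\kappa_2),\ (\rho_2,\kappa_3),\ (\rho_3,\kappa_1)\ \text{ and all }(\nu_i,\nu'_i)\quad\text{in } M_1.$$
The other two sets are as follows, with indices of $\nu,\nu'$ mod $m$.

- $m=0$ or $m\ge3$: $M_2=\{(\sigma_1,\tau_1),(\sigma_2,\tau_2)\}\cup\{(\nu_i,\nu'_{i+1})\}$ and $M_3=\{(\sigma'_1,\tau'_1),(\sigma'_2,\tau'_2)\}\cup\{(\nu_i,\nu'_{i+2})\}$. For $m\ge3$ the shifts $0,1,2$ are distinct mod $m$, so the sets are disjoint.
- $m=1$: $M_2=\{(\nu_1,\tau_1),(\sigma_1,\nu'_1),(\sigma_2,\tau_2)\}$ and $M_3=\{(\nu_1,\tau'_1),(\sigma'_1,\nu'_1),(\sigma'_2,\tau'_2)\}$.
- $m=2$: $M_2=\{(\sigma_1,\tau_1),(\sigma_2,\tau_2),(\nu_1,\nu'_2),(\nu_2,\nu'_1)\}$ and $M_3=\{(\nu_1,\tau'_1),(\nu_2,\tau'_2),(\sigma'_1,\nu'_1),(\sigma'_2,\nu'_2)\}$.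

In each case $M_j$ meets every line lacking $j$ exactly once and no other line, the $M_j$ are pairwise disjoint, and none contains a cell of $E$. $\square$

**Lemma 5.** Both $F$ and $F'$ have a non-classical quantum filling.

*Proof.* Give the pendants at $r_k^g$ and $c_k^g$ the projection on $q_k^{s_{g,k}}$. Fill the cells of $H_g$ as in Lemma 3 with $u_k=q_k^{s_{g,k}}$ and $h=h_g$, normalized; this is allowed by the orthogonality relations after (9). Lemma 3 covers all hexagon nodes, in both orientations. It remains to check the wires. A two-cell wire of type $k$ joins hexagons with $s_{g,k}\neq s_{g',k}$, so its node sees $q_k^0$ and $q_k^1$, whose projections sum to $\Pi_{T_k}$. A three-cell wire has type $1$ and joins hexagons with $s_{g,1}=s_{g',1}=s$. Give its middle cell the projection on $q_1^{1-s}$; then each of its two nodes sees $q_1^{s}$ and $q_1^{1-s}$, with sum $\Pi_{T_1}$. The pendants are not basis projections, so the filling is non-classical. $\square$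

## Raw bits, and the first wiring $F'$: no classical filling at all

To count classical fillings we use bits from which the masks $s_g$ have been removed. In a classical filling, the *raw bit* at an end of type $k$ of $H_g$ is
$$(\text{bit of the pendant})\oplus s_{g,k},$$
and $i_k(g)$, $o_k(g)$ denote the raw bits at the input and output.

**Wires preserve raw bits.** In a two-cell wire the two pendants carry the two different colors of $T_k$, so opposite bits, and $s_{g,k}\ne s_{g',k}$. In a three-cell wire the colors are $t,\bar t,t$, where $\bar t$ is the other color of $T_k$. So the pendants have equal bits, and $s_{g,k}=s_{g',k}$. In both cases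
$$o_k(g)=i_k(g')\qquad\text{for the successor }g'\text{ of }g\text{ in the type-}k\text{ loop}. \tag{11}$$

**Passing in raw bits.** If $H_g$ passes with bit vector $x=y$, then $i(g)=o(g)=:v_g=x\oplus s_g$, and the condition $x\notin\{000,111\}$ becomes
$$v_g\notin\{s_g,\neg s_g\}. \tag{12}$$

**Flipping in raw bits.** Let a normal $H_g$ flip: row pendants have bit $1$, column pendants bit $0$. If $s_{g,k}=0$, the input is a row with raw bit $1$, and the output a column with raw bit $0$. If $s_{g,k}=1$, the input is a column with raw bit $0\oplus1=1$, and the output a row with raw bit $1\oplus1=0$. So
$$\text{a flipped normal hexagon has } i(g)=111,\quad o(g)=000. \tag{13}$$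
If $H_0$ is transposed and flips, its row pendants have bit $0$ and its column pendants bit $1$; as $s_0=000$,
$$\text{a flipped transposed }H_0\text{ has } i(0)=000,\quad o(0)=111. \tag{14}$$

**Without flips there is no filling.** If no hexagon flips, then by (11) the raw bit is constant along each loop, and every loop visits every hexagon. So all $v_g$ equal one vector $v$. By (12), $v$ avoids $s_g$ and $\neg s_g$ for $g=0,1,2,3$. But
$$\{000,111,\ 011,100,\ 101,010,\ 110,001\}=\{0,1\}^3,$$
so no such $v$ exists.

**Proof of Theorem B(2).** In $F'$ all hexagons are normal, so every flip lowers the raw bit from $1$ to $0$ by (13). Going once around a loop the raw bit must return to its initial value, hence no hexagon flips. By the previous paragraph $F'$ has no classical filling. By Lemma 5 it has a quantum filling. Lemmas 4 and 1 turn it, for every $n\ge19$, into a classical grid with quantum solutions and without classical solution. $\blacksquare$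

This first wiring separates the two kinds of solvability, but it does not refute (1). Membership in $\mathsf{CUG}_N$ requires exactly one classical solution, and $F'$ has none. The point where it overshoots is visible: all flips go down, so none can occur, and passing alone excludes all eight vectors. We must let some flips happen, just enough for a single filling, without disturbing the quantum filling.

## Transposing $H_0$: exactly one classical filling

Transposing one hexagon lets its flip go up, by (14), and Lemma 3 does not notice the transposition. So consider $F$. The loop orders now matter, as the following variant shows. Suppose all three loops had the order $0\to1\to2\to3\to0$, with wires of two or three cells built by the same rule; then (11)–(14) hold as before. If $H_0$ and $H_j$ flip and the others pass, then $v_g=111$ for $1\le g<j$ and $v_g=000$ for $g>j$. For $g\ne0$ neither $111$ nor $000$ lies in $\{s_g,\neg s_g\}$, so (12) allows each of $j=1,2,3$. The loop argument of Step 1 below excludes all other flip patterns, so this variant has three classical fillings. The orders (10) are made so that only one value of $j$ survives.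

**Proposition 6.** The frame $F$ has exactly one classical filling.

*Proof.* **Step 1. Determine how many hexagons flip.** Go once around the type-1 loop. The raw bit changes by $-1$ at each flipped normal hexagon, by $+1$ at $H_0$ if $H_0$ flips, and not at all elsewhere. The total is $0$. So either no hexagon flips, or $H_0$ and exactly one $H_j$ with $j\in\{1,2,3\}$ flip. The first alternative was excluded in the previous section.

**Step 2. Compute the vectors at the two passing hexagons.** Let $H_0$ and $H_j$ flip. A flip concerns all three types at once: by (13) and (14), in every loop the raw bit is $1$ from the output of $H_0$ up to the input of $H_j$, and $0$ from the output of $H_j$ back to the input of $H_0$. So for $g\ne0,j$,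
$$(v_g)_k=1\iff g\text{ precedes }j\text{ in the type-}k\text{ order after }0,$$
where these orders are $(2,3,1)$, $(1,2,3)$, $(1,3,2)$ for $k=1,2,3$.

**Step 3. Test $j=1,2,3$ against (12).**

- $j=2$: hexagon $1$ comes after $2$ in type 1, before $2$ in types 2 and 3. So $v_1=(0,1,1)=s_1$, which is forbidden.
- $j=3$: hexagon $1$ comes after $3$ in type 1, before $3$ in types 2 and 3. So again $v_1=(0,1,1)=s_1$, forbidden.
- $j=1$: hexagons $2$ and $3$ come before $1$ in type 1, after $1$ in types 2 and 3. So $v_2=v_3=(1,0,0)$. At $H_2$ the forbidden vectors are $101,010$, and at $H_3$ they are $110,001$. Both hexagons may pass.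

**Step 4. Uniqueness and existence.** So $j=1$ in every classical filling. Then all raw bits are determined, hence all pendants; these determine the middle cells of the three-cell wires; and by Lemma 2 all hexagon cells are determined. There is at most one classical filling. Conversely, the raw bits with $i(0)=000$, $o(0)=111$, $i(1)=111$, $o(1)=000$ and $v_2=v_3=(1,0,0)$ satisfy (11) along every wire, as Step 2 describes, and meet the conditions of Lemma 2 at every hexagon. So they define a classical filling. $\square$

For checking at the board, here is this filling. It comes from (5), the bit vectors $v_2\oplus s_2=001$ and $v_3\oplus s_3=010$, and the proof of Lemma 2. Entries are listed for $k=1,2,3$.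

| hexagon | pendants at $r_k$ | pendants at $c_k$ | $a_k$ | $b_k$ |
|---|---|---|---|---|
| $H_0$ (transposed, flips) | $2,3,1$ | $3,1,2$ | $1,2,3$ | $3,1,2$ |
| $H_1$ (flips) | $3,1,2$ | $2,3,1$ | $1,2,3$ | $3,1,2$ |
| $H_2$ (passes) | $2,3,2$ | $2,3,2$ | $3,2,3$ | $1,1,1$ |
| $H_3$ (passes) | $2,1,1$ | $2,1,1$ | $1,2,2$ | $3,3,3$ |

The middle cells $(\rho_2,\kappa_2)$ and $(\rho_3,\kappa_3)$ both get color $3$. For instance, the wire $2\to3$ of type 1 reads $2,3,2$, and the wire $0\to1$ of type 2 reads $1,3$, the two colors of $T_2$.

**Proof of Theorem A.** Let $n\ge19$. By Lemma 4 the frame $F$ satisfies the hypothesis of Lemma 1. We obtain $G\in\mathsf{CG}_{n^2}$ with exactly $50$ empty cells, whose classical and quantum solutions correspond to the fillings of $F$. By Proposition 6, $G$ has exactly one classical solution. By Lemma 5, $F$ has a non-classical filling, so $G$ has a non-classical quantum solution, and by Theorem B(1) it then has uncountably many quantum solutions. Hence $G\in\mathsf{CUG}_{n^2}\setminus\mathsf{QUG}_{n^2}$, and the inclusion (1) is false for every $n\ge19$. $\blacksquare$
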